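\title{Bounded polynomial approximation of exponential decay: the optimal degree and its sharp constant}

\begin{abstract}
Let $n^*(\tau,\epsilon,\alpha)$ be the least degree of a real polynomial that approximates $e^{-\tau x}$ to accuracy $\epsilon$ on $[0,1]$ and is bounded by $\alpha$ on $[-1,1]$. Low and Somma expected $n^*=\Theta(\tau\log\frac1\epsilon)$ for bounded $\alpha$. We prove this for every fixed $\alpha>1$. The two-sided bound holds uniformly for $\tau\ge\tau_0$, $\epsilon\le\epsilon_0$ exactly when $\tau_0>\log\alpha$ and $\epsilon_0<\frac12(1-e^{-\tau_0})$, and $n^*\sim\frac{2}{\pi\log\alpha}\,\tau\log\frac1\epsilon$ as $\tau\to\infty$ and $\epsilon\to0$ independently. The lower bounds come from harmonic majorants in slit discs, the upper bounds from Chebyshev truncation of explicit entire functions.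
\end{abstract}

\section{The problem and the results}\label{sec:intro}

For $\tau>0$, $\alpha\ge1$ and an integer $n\ge0$ let
\begin{equation}\label{eq:problem}
E_n(\tau,\alpha)=\inf\Big\{\max_{x\in[0,1]}\big|e^{-\tau x}-p(x)\big|\ :\ \deg p\le n,\ \max_{x\in[-1,1]}|p(x)|\le\alpha\Big\},
\end{equation}
where $p$ ranges over real polynomials, and for $\epsilon\in(0,1)$ let
\[
n^*(\tau,\epsilon,\alpha)=\min\{n\ge0:\ E_n(\tau,\alpha)\le\epsilon\}.
\]
The polynomial has to be accurate only on the right half of $[-1,1]$, where the exponential decays, but it has to stay bounded on the left half too, where the exponential grows to $e^\tau$. The parameter $\alpha$ measures how much room it is given there. The polynomials allowed in \eqref{eq:problem} form a compact set, so the infimum is attained, and $n^*$ is the least degree of a real polynomial $p$ with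
\[
|p|\le\alpha\ \text{ on }[-1,1],\qquad |p(x)-e^{-\tau x}|\le\epsilon\ \text{ on }[0,1].
\]
We call such a $p$ \emph{admissible}.

The question studied here was posed by Low and Somma \cite{LS}; in their notation the absolute error $\epsilon$ equals $\epsilon'\alpha$, where $\epsilon'$ is the normalized error. Three regimes are known. As $\alpha\to\infty$ there is an approximating polynomial of degree $\mathcal O\big(\sqrt{\tau+\log\frac1\epsilon}\sqrt{\log\frac1\epsilon}\big)$; for $\alpha=e^\tau$ there is one of degree $\mathcal O(\tau+\log\frac1\epsilon)$; for $\alpha=1$ the optimal degree is $\Theta(\tau/\epsilon)$. For bounded $\alpha$, two analogous piecewise problems are known to have optimal degree $\Theta(\tau\log\frac1\epsilon)$: approximation of the sign function on $[-1,-1/\tau]\cup[1/\tau,1]$ by polynomials bounded by $1$ on $[-1,1]$, and the corresponding bounded approximation of $1/x$ away from a gap of width of order $1/\tau$, as used in quantum singular value transformation. Low and Somma state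 that they expect the same order $\Theta(\tau\log\frac1\epsilon)$ for \eqref{eq:problem} when $\alpha=\Theta(1)$. To make this precise we fix $\alpha>1$, leaving out the settled case $\alpha=1$, and ask for a two-sided bound that is uniform in $\tau$ and $\epsilon$.

\begin{theorem}\label{thm:order}
For every $\alpha>1$ there are $c,C,\tau_0>0$ and $\epsilon_0\in(0,1)$, depending only on $\alpha$, such that
\begin{equation}\label{eq:twosided}
c\,\tau\log\tfrac1\epsilon\ \le\ n^*(\tau,\epsilon,\alpha)\ \le\ C\,\tau\log\tfrac1\epsilon\qquad\text{for all }\tau\ge\tau_0\text{ and }\epsilon\in(0,\epsilon_0].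
\end{equation}
\end{theorem}

\begin{theorem}[exact range]\label{thm:range}
Let $\alpha>1$, $\tau_0>0$ and $\epsilon_0\in(0,1)$. Constants $c,C>0$ for which \eqref{eq:twosided} holds exist if and only if $\tau_0>\log\alpha$ and $\epsilon_0<\frac12(1-e^{-\tau_0})$.
\end{theorem}

\begin{theorem}[sharp constant]\label{thm:sharp}
For every $\alpha>1$,
\[
\lim_{\tau\to\infty,\ \epsilon\to0}\ \frac{n^*(\tau,\epsilon,\alpha)}{\tau\log(1/\epsilon)}=\frac{2}{\pi\log\alpha}.
\]
That is, for every $\gamma>0$ there are $\tau_1,\epsilon_1$ such that the ratio is within $\gamma$ of the limit for all $\tau\ge\tau_1$ and $\epsilon\le\epsilon_1$, with no relation assumed between $\tau$ and $\epsilon$.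
\end{theorem}

Theorem~\ref{thm:order} follows from Theorem~\ref{thm:range}, for instance with $\tau_0=2\log\alpha$ and $\epsilon_0=\frac14(1-e^{-\tau_0})$. By Theorem~\ref{thm:sharp}, any constants in \eqref{eq:twosided} satisfy $c\le\frac{2}{\pi\log\alpha}\le C$; in particular $C$ must blow up as $\alpha\downarrow1$.

From now on $\alpha>1$ is fixed, and
\[
L=\log\alpha>0,\qquad \lambda=\log\tfrac1\epsilon>0 .
\]
Two simple polynomials explain the two thresholds in Theorem~\ref{thm:range}.

\begin{example}[a constant]\label{ex:constant}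
On $[0,1]$ the function $e^{-\tau x}$ takes values in $[e^{-\tau},1]$. The midpoint $\frac12(1+e^{-\tau})\le\alpha$ approximates it with error $\frac12(1-e^{-\tau})$, so $n^*=0$ when $\epsilon\ge\frac12(1-e^{-\tau})$.
\end{example}

\begin{example}[the Taylor polynomial]\label{ex:taylor}
Let $\tau\le L$ and $S_n(x)=\sum_{j\le n}(-\tau x)^j/j!$. Then $|S_n|\le e^\tau\le\alpha$ on $[-1,1]$, and Lagrange's remainder gives $|S_n-e^{-\tau x}|\le\tau^{n+1}/(n+1)!$ on $[0,1]$. For every $M>0$ there is $n_M$ with $\tau^{n+1}/(n+1)!\le e^{-Mn}$ for $n\ge n_M$, hence $n^*\le\max\{n_M,\lceil\lambda/M\rceil\}$. So $n^*=o(\lambda)$ as $\epsilon\to0$ for fixed $\tau\le L$.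
\end{example}

In Example~\ref{ex:taylor} the exponential itself obeys the bound $\alpha$ on $[-1,1]$, and the constraint costs nothing. For $\tau>L$ the exponential crosses the level $\alpha$ at $x=-L/\tau$, inside the interval. An admissible $p$ agrees with $e^{-\tau x}$ up to $\epsilon$ on $[0,1]$ and must differ from it by an amount of order one just to the left of $-L/\tau$. Near an interior point of $[-1,1]$, a bounded polynomial of degree $n$ varies on the scale $1/n$, so one guesses that over a window of length $L/\tau$ the difference can grow by a factor $e^{O(nL/\tau)}$ only. This suggests $nL/\tau\gtrsim\lambda$, which is the expected law together with its dependence on $\alpha$. For $\alpha=1$ the window has length zero, and the law is different.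

Section~\ref{sec:tools} recalls three tools. Section~\ref{sec:model} turns the guess into a model problem for entire functions, in which both the order and the constant $2/\pi$ are visible. Section~\ref{sec:order} proves Theorem~\ref{thm:range}, and Sections~\ref{sec:lower} and \ref{sec:upper} prove the two halves of Theorem~\ref{thm:sharp}.

\section{Growth, harmonic measure and truncation}\label{sec:tools}

\subsection*{Growth of bounded polynomials}
Every $z\in\mathbb C$ can be written as
\begin{equation}\label{eq:ellipse}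
z=\cos(\theta-ih)=\cos\theta\cosh h+i\sin\theta\sinh h,\qquad\theta\in\mathbb R,\ h\ge0;
\end{equation}
equivalently $z=\frac12(w+w^{-1})$ with $w=e^{h+i\theta}$. The point lies on the ellipse with foci $\pm1$ and semi-axes $\cosh h$, $\sinh h$.

\begin{lemma}[Bernstein--Walsh]\label{lem:BW}
Let $\deg p\le n$ and $|p|\le\alpha$ on $[-1,1]$. Then
\begin{enumerate}
\item[(a)] $|p(z)|\le\alpha e^{n|z|}$ for all $z\in\mathbb C$;
\item[(b)] $|p(z)|\le\alpha\exp\big(n|\operatorname{Im}z|/\sqrt{1-\rho^2}\big)$ for $|z|\le\rho<1$.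
\end{enumerate}
\end{lemma}

\begin{proof}
The function $w^{-n}p(\frac12(w+w^{-1}))$ is analytic in $|w|>1$ and at $\infty$, and bounded by $\alpha$ on $|w|=1$. By the maximum principle $|p(z)|\le\alpha e^{nh}$ for $z$ as in \eqref{eq:ellipse}. Now $|z|^2=\cos^2\theta+\sinh^2h$. This gives $h\le\sinh h\le|z|$, which is (a). If $|z|\le\rho$ it gives $\cos^2\theta\le\rho^2$, so $|\operatorname{Im}z|=|\sin\theta|\sinh h\ge\sqrt{1-\rho^2}\,h$, which is (b).
\end{proof}

We also use Bernstein's inequality: under the same hypotheses $|p'(x)|\le n\alpha/\sqrt{1-x^2}$ for $-1<x<1$.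

\subsection*{The slit disc}
If $H$ is analytic, $\log|H|$ is subharmonic. We use the \emph{extended maximum principle}: if $v$ is subharmonic and bounded above in a bounded domain $\Omega$, and $\limsup_{z\to\zeta}v(z)\le0$ for all but finitely many $\zeta\in\partial\Omega$, then $v\le0$ in $\Omega$.

In the slit disc $D_r=\{|z|<r\}\setminus[0,r)$ put $w=\sqrt{z/r}$ with $0<\arg z<2\pi$, so that $w$ lies in the upper half of the unit disc, and define
\[
\omega_r(z)=2-\frac2\pi\arg\frac{w-1}{w+1}.
\]
The argument here is the angle under which the segment $[-1,1]$ is seen from $w$. It equals $\pi$ on the open segment and $\pi/2$ on the semicircle, and lies between these values inside. Thus $\omega_r$ is harmonic in $D_r$ with values in $[0,1]$, and it extends continuously to the boundary except at $z=r$, with value $0$ on the slit and $1$ on the circle: it is the harmonic measure of the circle. From $w=it$ the segment is seen under the angle $\pi-2\arctan t$, so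
\begin{equation}\label{eq:omega}
\omega_r(-s)=\frac4\pi\arctan\sqrt{s/r}\ \le\ \frac4\pi\sqrt{s/r},\qquad 0<s<r .
\end{equation}

\begin{lemma}[two constants]\label{lem:two}
Let $H$ be analytic near $\{|z|\le r\}$, with $|H|\le\epsilon$ on $[0,r]$ and $|H|\le M$ on $|z|=r$. Then $\log|H|\le-(1-\omega_r)\lambda+\omega_r\log M$ in $D_r$.
\end{lemma}

\begin{proof}
Apply the extended maximum principle to $\log|H|+(1-\omega_r)\lambda-\omega_r\log M$ in $D_r$, with the exceptional point $z=r$.
\end{proof}

\subsection*{Chebyshev truncation}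

\begin{lemma}\label{lem:trunc}
Let $f$ be entire and real on $\mathbb R$, let $h>0$, and put $m_h=\frac1{2\pi}\int_0^{2\pi}|f(\cos(\theta-ih))|\,d\theta$. For every $n\ge0$ there is a real polynomial $P$ of degree at most $n$ with
\[
\max_{[-1,1]}|f-P|\le\frac{2m_h\,e^{-nh}}{e^h-1}.
\]
\end{lemma}

\begin{proof}
Write $f(\cos\theta)=\sum_{j\in\mathbb Z}c_je^{ij\theta}$. The left side is real and even, so the $c_j$ are real and $c_{-j}=c_j$. It is also entire and $2\pi$-periodic in $\theta$, so in $c_j=\frac1{2\pi}\int_0^{2\pi}f(\cos\theta)e^{-ij\theta}d\theta$ we may shift $\theta\to\theta-ih$; this gives $|c_j|\le m_he^{-jh}$ for $j>0$. With the Chebyshev polynomials $T_j(\cos\theta)=\cos j\theta$, take $P=c_0+2\sum_{j=1}^nc_jT_j$. The error is at most $2\sum_{j>n}|c_j|$, and $\sum_{j>n}e^{-jh}=e^{-nh}/(e^h-1)$.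
\end{proof}

\section{A model problem}\label{sec:model}

Rescale so that the window has fixed length: for an admissible $p$ of degree $n$ put $P(z)=p(z/\tau)$ and $H(z)=P(z)-e^{-z}$. By Lemma~\ref{lem:BW}(b), on a fixed disc and for large $\tau$, $|P(z)|\le\alpha e^{\sigma|\operatorname{Im}z|}$ with $\sigma$ close to $n/\tau$. Moreover $|H|\le\epsilon$ on $[0,\tau]$, and $|H(-s)|\ge e^s-\alpha>0$ for $L<s\le\tau$. Ignoring constant factors, we arrive at the following question. Given $s>0$ and $\epsilon=e^{-\lambda}$, how small can $\sigma$ be if an entire function $F$ satisfies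
\begin{equation}\label{eq:model}
|F(x+iy)|\le e^{\sigma|y|},\qquad |F|\le\epsilon\ \text{ on }[0,\infty),\qquad |F(-s)|\ge\tfrac12\,?
\end{equation}
In the polynomial problem $s$ is close to $L$ and $\sigma$ to $n/\tau$, so an answer $\sigma s\approx a\lambda$ predicts $n^*\approx(a/L)\,\tau\lambda$. The order of $\sigma$ can be found by hand.

\emph{Lower bound.} Apply Lemma~\ref{lem:two} with $r=3s$ and $M=e^{3\sigma s}$. By \eqref{eq:omega}, $\omega_{3s}(-s)=\frac4\pi\cdot\frac\pi6=\frac23$, so $\log\frac12\le-\frac13\lambda+2\sigma s$, that is, $\sigma s\ge\frac16\lambda-\frac12\log2$.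

\emph{Upper bound.} Take $\sigma=\lambda/s$ and $F(z)=\epsilon\cos\big(\sigma\sqrt{z(z+2s)}\big)$, which is entire because cosine is even. For $z\ge0$ the root is real and $|F|\le\epsilon$. At $z=-s$ the root is $\pm is$ and $F(-s)=\epsilon\cosh\lambda\ge\frac12$. For the growth put $\zeta=z+s$ and $w^2=\zeta^2-s^2$. Since $(\zeta-w)(\zeta+w)=s^2$, one choice of the root has $|w-\zeta|\le s$, so $|\operatorname{Im}w|\le|y|+s$ and $|F|\le\epsilon e^{\sigma s}e^{\sigma|y|}=e^{\sigma|y|}$.

So the least $\sigma s$ lies between $\frac16\lambda-\frac12\log2$ and $\lambda$. Each argument wastes something. The lower bound uses $e^{\sigma|z|}$ where $e^{\sigma|y|}$ is available, and so ignores that $|F|\le1$ on the negative axis. The example is as small as $\epsilon$ on $(-\infty,-2s]$, where it could be as large as $1$.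

To see which constant to expect, look for a harmonic majorant $v$ of $\log|F|$ that uses all the information: $v$ is harmonic off $(-\infty,-\ell]\cup[0,\infty)$ for some $\ell>0$, equals $-\lambda$ on the right ray and $0$ on the left ray, grows like $\sigma|y|$, and is even in $y$. In the upper half-plane try $v=\sigma\operatorname{Im}W-\lambda$ with $W(0)$ real and
\[
W'(z)=\frac{z+c}{\sqrt z\sqrt{z+\ell}},\qquad c\in\mathbb R .
\]
This $W'$ tends to $1$ at infinity, is real on the two rays, so that $v$ is constant on each, and is imaginary on the gap, so that $\partial_yv=0$ there. Along the gap $\frac{d}{ds}\operatorname{Im}W(-s)=(c-s)/\sqrt{s(\ell-s)}$, and the total rise is $\pi(c-\ell/2)$. The boundary values therefore require $c=\ell/2+\lambda/(\pi\sigma)$. The majorant is negative on the whole gap, and so forces $F$ to be small there, exactly when it rises monotonically to $0$, that is, when $c\ge\ell$. The longest such gap has $c=\ell$: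
\[
W'(z)=\sqrt{\frac{z+\ell}{z}},\qquad \lambda=\frac{\pi}{2}\,\sigma\ell .
\]
This predicts $a=2/\pi$. Lemma~\ref{lem:majorant} proves that this $v$ is a majorant, and Section~\ref{sec:upper} builds an entire function whose modulus follows $e^{v}$ up to powers of $\sigma$.

\section{The order of the degree and the exact range}\label{sec:order}

\subsection*{Lower bounds}
The two-constants argument of Section~\ref{sec:model} applies directly to polynomials. It needs a point $-s\in[-1,0]$ with $e^{\tau s}>\alpha$ and a slit $[0,r]\subset[0,1]$ with $r>s$; both exist exactly when $\tau>L$.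

\begin{proposition}\label{prop:two}
Let $q>1$, $\omega=\frac4\pi\arctan(q^{-1/2})\in(0,1)$ and $B=\omega\log(\alpha+\alpha^{q^2})-\log(\alpha^q-\alpha)$. For all $\tau\ge q^2L$ and $\epsilon\in(0,1)$,
\[
n^*\ge\frac{\tau}{\omega q^2L}\,\big[(1-\omega)\lambda-B\big].
\]
\end{proposition}

\begin{proof}
Let $p$ be admissible of degree $n$, $H(z)=p(z)-e^{-\tau z}$, $s=qL/\tau$ and $r=q^2L/\tau\in(s,1]$. Then $|H|\le\epsilon$ on $[0,r]$, and by Lemma~\ref{lem:BW}(a), on $|z|=r$,
\[
|H|\le\alpha e^{nr}+e^{\tau r}\le(\alpha+\alpha^{q^2})\,e^{nq^2L/\tau}.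
\]
Also $|H(-s)|\ge e^{\tau s}-\alpha=\alpha^q-\alpha$, and $\omega_r(-s)=\omega$ by \eqref{eq:omega}. Lemma~\ref{lem:two} gives
\[
\log(\alpha^q-\alpha)\le-(1-\omega)\lambda+\omega\log(\alpha+\alpha^{q^2})+\omega q^2L\,\frac n\tau ,
\]
which rearranges to the claim.
\end{proof}

As $q\downarrow1$ we have $\omega\to1$ and $B\to\infty$, so the bound degenerates, as Example~\ref{ex:taylor} demands. For any $q$ it says nothing when $(1-\omega)\lambda\le B$. For bounded $\lambda$ we need only $n^*\gtrsim\tau$, and this holds because $p$ must drop by a fixed amount over a distance of order $1/\tau$.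

\begin{proposition}\label{prop:bernstein}
If $\tau\ge\tau_0>0$ and $\epsilon\le\epsilon_0<\frac12(1-e^{-\tau_0})$, then $n^*\ge c_1\tau$ with
$c_1=\dfrac{2(1-e^{-\tau_0}-2\epsilon_0)}{\pi\alpha\tau_0}>0$.
\end{proposition}

\begin{proof}
Let $p$ be admissible of degree $n$ and $x=\tau_0/\tau\in(0,1]$. Then $p(0)\ge1-\epsilon_0$ and $p(x)\le e^{-\tau_0}+\epsilon_0$. Integrating Bernstein's inequality over $[0,x]$ gives
$1-e^{-\tau_0}-2\epsilon_0\le p(0)-p(x)\le n\alpha\arcsin x\le\frac\pi2n\alpha\,\tau_0/\tau$.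
\end{proof}

\subsection*{A Gaussian cutoff}
For the upper bound we multiply the exponential by an entire function that rises from $0$ to $1$ inside the window, and truncate the Chebyshev series of the product. The integrated Gaussian is convenient: it approaches its limits fast enough to beat the growth of the exponential on the left, and its size off the real axis is explicit. One point needs care. The useful ellipse has $h$ of order $1/\tau$, so the factor $1/(e^h-1)$ in Lemma~\ref{lem:trunc} is of order $\tau$. If $m_h$ is estimated by a supremum, the degree comes out as $\tau(\lambda+\log\tau)$, which is too large when $\epsilon$ is fixed and $\tau\to\infty$. The product, however, is concentrated in $|x|\lesssim1/\tau$, and the average $m_h$ recovers the factor $1/\tau$.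

\begin{proposition}\label{prop:gauss}
Let $\alpha>1$, $L=\log\alpha$, $\tau\ge L$ and $\mu\ge\mu_\alpha:=\max\big\{\frac L4,\log\frac1{2(\alpha-\sqrt\alpha)}\big\}$. There is a real polynomial $P$ of degree at most $\big\lceil\frac{5\tau}L\big(3\mu+\log\frac{40\alpha}L\big)\big\rceil$ with
\begin{enumerate}
\item[(a)] $|P(x)-e^{-\tau x}|\le e^{-\mu}$ on $[0,1]$;
\item[(b)] $|P|\le\alpha$ on $[-1,1]$;
\item[(c)] $-\frac12e^{-\mu}\le P(x)\le e^{-\tau x}+\frac12e^{-\mu}$ on $[-1,1]$.
\end{enumerate}
\end{proposition}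

\begin{proof}
Let $\Phi(z)=\pi^{-1/2}\int_{-\infty}^ze^{-w^2}dw$. For $u\ge0$,
\begin{equation}\label{eq:tail}
1-\Phi(u)=\Phi(-u)=\pi^{-1/2}\int_0^\infty e^{-(u+w)^2}dw\le\tfrac12e^{-u^2}.
\end{equation}
In the rescaled variable put
\[
F(z)=e^{-z}\,\Phi\big(\kappa(z+\tfrac L4)\big),\qquad\kappa=\frac{4\sqrt\mu}{L},
\]
so that $\kappa L/4=\sqrt\mu$, and $\kappa^2L=16\mu/L\ge4$ because $\mu\ge L/4$. For real $t$ write $u=\kappa(t+\frac L4)$. Then $0\le F(t)\le e^{-t}$.

\emph{On the real axis.} For $t\ge0$ we have $u\ge\sqrt\mu$, and \eqref{eq:tail} gives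
\begin{equation}\label{eq:Fright}
0\le e^{-t}-F(t)\le\tfrac12e^{-\mu}.
\end{equation}
For $t\le0$ we claim
\begin{equation}\label{eq:weights}
\Phi(u)\le\alpha e^{-2|t|},\qquad e^{-u^2}\le\alpha e^{-2|t|}.
\end{equation}
For $|t|\le L/2$ the first bound holds because $\alpha e^{-2|t|}\ge1$. For $t=-\frac L2-r$ with $r\ge0$, \eqref{eq:tail} gives $\Phi(u)\le e^{-\kappa^2(L/4+r)^2}\le e^{-\kappa^2Lr/2}\le e^{-2r}=\alpha e^{-2|t|}$. For the second bound write $t=-\frac L4-r$ with $r$ real, so $u=-\kappa r$ and
\[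
2|t|-u^2=\tfrac L2+2r-\kappa^2r^2\le\tfrac L2+\kappa^{-2}\le\tfrac34L .
\]
The first bound in \eqref{eq:weights} gives $F(t)\le\min\{e^{|t|},\alpha e^{-|t|}\}\le\sqrt\alpha$ for $t\le0$, so $0\le F\le\sqrt\alpha$ on $\mathbb R$. The two bounds also give $e^{-t}\Phi(u)\le\alpha e^{-|t|}$ and $e^{-t-u^2}\le\alpha e^{-|t|}$ for $t\le0$, and these inequalities are trivial for $t\ge0$.

\emph{Off the real axis.} With $v=\kappa y$ we have $\Phi(u+iv)=\Phi(u)+i\pi^{-1/2}\int_0^ve^{-(u+iw)^2}dw$, hence $|\Phi(u+iv)|\le\Phi(u)+|v|e^{-u^2+v^2}$. Since $|v|\le e^{v^2}$,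
\begin{equation}\label{eq:Fcomplex}
|F(t+iy)|\le\alpha e^{-|t|}\big(1+|v|e^{v^2}\big)\le2\alpha\,e^{-|t|}e^{2\kappa^2y^2}.
\end{equation}

\emph{Truncation.} Apply Lemma~\ref{lem:trunc} to $f(x)=F(\tau x)$ with $\sinh h=L/(4\tau)$. Since $\tau\ge L$, $\sinh h\le\frac14$, and $h\ge\tanh h=\sinh h/\sqrt{1+\sinh^2h}\ge L/(\sqrt{17}\,\tau)\ge L/(5\tau)$. At $t+iy=\tau\cos(\theta-ih)$ we have $|t|\ge\tau|\cos\theta|$ and $\kappa|y|\le\kappa\tau\sinh h=\sqrt\mu$. Using $\sin\varphi\ge2\varphi/\pi$ on $[0,\frac\pi2]$,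
\[
\int_0^{2\pi}e^{-\tau|\cos\theta|}d\theta=4\int_0^{\pi/2}e^{-\tau\sin\varphi}d\varphi\le4\int_0^\infty e^{-2\tau\varphi/\pi}d\varphi=\frac{2\pi}\tau ,
\]
so \eqref{eq:Fcomplex} gives $m_h\le2\alpha e^{2\mu}/\tau$. The polynomial $P$ of Lemma~\ref{lem:trunc} satisfies
\[
\max_{[-1,1]}|P-f|\le\frac{4\alpha}{\tau h}\,e^{2\mu-nh}\le\frac{20\alpha}L\,e^{2\mu-nh}\le\tfrac12e^{-\mu}
\]
as soon as $nh\ge3\mu+\log\frac{40\alpha}L$, which holds for the stated degree. Now (a) follows from \eqref{eq:Fright}, (c) from $0\le f(x)\le e^{-\tau x}$, and (b) from $|P|\le\sqrt\alpha+\frac12e^{-\mu}\le\alpha$, which is the second condition in $\mu\ge\mu_\alpha$.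
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:range}]
Suppose $\tau_0>L$ and $\epsilon_0<\frac12(1-e^{-\tau_0})$, and let $\tau\ge\tau_0$, $\epsilon\le\epsilon_0$. Take $q=\sqrt{\tau_0/L}>1$ in Proposition~\ref{prop:two} and let $\lambda_1=\max\{1,2B/(1-\omega)\}$. If $\lambda\ge\lambda_1$, that proposition gives $n^*\ge\frac{1-\omega}{2\omega\tau_0}\tau\lambda$. If $\lambda<\lambda_1$, Proposition~\ref{prop:bernstein} gives $n^*\ge c_1\tau\ge(c_1/\lambda_1)\tau\lambda$. For the upper bound apply Proposition~\ref{prop:gauss} with $\mu=\lambda+\mu_\alpha$. The polynomial is admissible, so with $C_\alpha=3\mu_\alpha+\log\frac{40\alpha}L>0$ and $\lambda_0=\log\frac1{\epsilon_0}>0$,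
\[
n^*\le\frac{5\tau}L(3\lambda+C_\alpha)+1\le\Big(\frac{15}L+\frac{5C_\alpha}{L\lambda_0}+\frac1{\tau_0\lambda_0}\Big)\tau\lambda .
\]

Conversely, if $\epsilon_0\ge\frac12(1-e^{-\tau_0})$, then $n^*(\tau_0,\epsilon_0,\alpha)=0<c\tau_0\log\frac1{\epsilon_0}$ for every $c>0$ by Example~\ref{ex:constant}. If $\tau_0\le L$, then $n^*(\tau_0,\epsilon,\alpha)=o(\lambda)$ by Example~\ref{ex:taylor}. In both cases no $c>0$ works.
\end{proof}

\section{The sharp lower bound}\label{sec:lower}

We integrate the function $W'$ found in Section~\ref{sec:model}. Let $\ell>0$. For $\operatorname{Im}z\ge0$ take the square roots in the closed first quadrant and the principal logarithm, and set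
\[
W(z)=\sqrt z\sqrt{z+\ell}+\ell\log\big(\sqrt z+\sqrt{z+\ell}\big),\qquad A_\ell(z)=\operatorname{Im}W(z),\qquad A_\ell(\bar z)=A_\ell(z).
\]
The sum of the two roots is a nonzero point of the closed first quadrant, so $W$ is analytic in the upper half-plane and continuous on its closure, and $A_\ell$ is continuous on $\mathbb C$.

\begin{lemma}\label{lem:A}
\begin{enumerate}
\item[(a)] $A_\ell=0$ on $[0,\infty)$ and $A_\ell=\pi\ell/2$ on $(-\infty,-\ell]$.
\item[(b)] $A_\ell(-s)=\sqrt{s(\ell-s)}+\ell\arcsin\sqrt{s/\ell}<\pi\ell/2$ for $0<s<\ell$.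
\item[(c)] $A_\ell$ is harmonic in $\mathbb C\setminus\big((-\infty,-\ell]\cup[0,\infty)\big)$.
\item[(d)] $A_\ell(z)\ge|\operatorname{Im}z|$ for all $z$.
\end{enumerate}
\end{lemma}

\begin{proof}
(a) On $[0,\infty)$ both roots are real. On $(-\infty,-\ell]$ both lie on the upper imaginary axis, so their product is real and their sum has argument $\pi/2$.

(b) Here $W(-s)=i\sqrt{s(\ell-s)}+\ell\log(\sqrt{\ell-s}+i\sqrt s)$, and the number under the logarithm has modulus $\sqrt\ell$ and argument $\arcsin\sqrt{s/\ell}$. The derivative of $A_\ell(-s)$ in $s$ is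
\[
\frac{\ell-2s}{2\sqrt{s(\ell-s)}}+\frac{\ell}{2\sqrt{s(\ell-s)}}=\sqrt{\frac{\ell-s}{s}}>0,
\]
and the value at $s=\ell$ is $\pi\ell/2$.

(c) By the formula in (b), $\operatorname{Re}W=\frac\ell2\log\ell$ on $(-\ell,0)$. So $i(W-\frac\ell2\log\ell)$ is real there, and by Schwarz reflection it continues analytically to the lower half-plane with a real part that is even in $y$. That real part is $-A_\ell$.

(d) Let $\operatorname{Im}z>0$ and $\zeta=\sqrt{z+\ell}/\sqrt z$. Then
\[
\sqrt z\sqrt{z+\ell}-z=\frac{\ell\sqrt z}{\sqrt{z+\ell}+\sqrt z}=\frac{\ell}{1+\zeta},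
\]
and $\arg\zeta=\frac12(\arg(z+\ell)-\arg z)\in(-\frac\pi2,0)$, so $\ell/(1+\zeta)$ has positive imaginary part. The logarithm contributes $\ell$ times an argument in $[0,\frac\pi2]$. Hence $A_\ell(z)\ge\operatorname{Im}z$; the rest follows by symmetry and continuity.
\end{proof}

A rescaled polynomial obeys the bound $e^{\sigma|y|}$ only on a disc, so the comparison must be made on a disc of finite radius $R$. On its circle the majorant $\sigma(A_\ell-\pi\ell/2)$ may fall short of $\sigma|y|$, but by at most the constant $\pi\ell\sigma/2$. We add this constant times $\omega_R$, which by \eqref{eq:omega} costs little inside the gap when $R$ is large.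

\begin{figure}[ht]
\centering
\begin{tikzpicture}
\draw (0,0) circle (2.6);
\draw[very thick] (0,0)--(2.6,0);
\draw[very thick] (-2.6,0)--(-1.3,0);
\draw[dotted] (-1.3,0)--(0,0);
\fill (-0.75,0) circle (1.6pt) node[above] {$-s$};
\node[below] at (0,0) {$0$};
\node[below] at (-1.3,0) {$-\ell$};
\node[right] at (2.6,0) {$R$};
\node[left] at (-2.6,0) {$-R$};
\node[above] at (1.35,0) {$u\le-\pi\ell\sigma/2$};
\node[above] at (-1.95,0) {$u\le0$};
\node[below] at (0,2.5) {$u\le\sigma|\operatorname{Im}z|$};
\end{tikzpicture}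
\caption{The domain $\Omega$ of Lemma~\ref{lem:majorant}: the disc of radius $R$ with the slits $(-R,-\ell]$ and $[0,R)$ removed. The labels are the upper bounds for the subharmonic function $u$ on the two slits and on the circle; the conclusion is a bound at the point $-s$ of the gap.}
\label{fig:omega}
\end{figure}

\begin{lemma}\label{lem:majorant}
Let $0<\ell<R$ and $\sigma>0$. Let $u$ be subharmonic near $\{|z|\le R\}$, with $u\le\sigma|\operatorname{Im}z|$ for $|z|\le R$ and $u\le-\pi\ell\sigma/2$ on $[0,R]$. Then for $0<s<\ell$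
\[
u(-s)\le-\sigma\Big(\frac{\pi\ell}2-A_\ell(-s)-2\ell\sqrt{s/R}\Big).
\]
\end{lemma}

\begin{proof}
In $\Omega=\{|z|<R\}\setminus\big((-R,-\ell]\cup[0,R)\big)$, shown in Figure~\ref{fig:omega}, the function
\[
D=u-\sigma\Big(A_\ell-\frac{\pi\ell}2\Big)-\frac{\pi\ell\sigma}2\,\omega_R
\]
is subharmonic by Lemma~\ref{lem:A}(c) and bounded above. Since $u$ is upper semicontinuous, the upper limit of $D$ at a boundary point other than $R$ is at most the value of the formula there. On $[0,R)$ we have $u\le-\pi\ell\sigma/2$, $A_\ell=0$ and $\omega_R=0$. On $(-R,-\ell]$ we have $u\le0$, $A_\ell=\pi\ell/2$ and $\omega_R\ge0$. On the circle $u\le\sigma|\operatorname{Im}z|\le\sigma A_\ell$ by Lemma~\ref{lem:A}(d), and $\omega_R=1$. In each case the value is at most $0$. By the extended maximum principle $D(-s)\le0$, and \eqref{eq:omega} gives the claim.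
\end{proof}

For $u=\log|F|$ with $F$ as in the first two conditions of \eqref{eq:model} and $\ell=2\lambda/(\pi\sigma)$ we may let $R\to\infty$, and obtain $|F(-s)|\le e^{\sigma(A_\ell(-s)-\pi\ell/2)}$ on the gap, as predicted.

\begin{proposition}\label{prop:sharplower}
For every $\ell>L$ there are $R,\lambda_2>0$, depending only on $\alpha$ and $\ell$, such that
\[
n^*>\frac{2}{\pi\ell}\,\tau\lambda\,\sqrt{1-R^2/\tau^2}\qquad\text{for all }\tau>R,\ \lambda>\lambda_2 .
\]
\end{proposition}

\begin{proof}
Put $s=\frac12(L+\ell)$ and $\gamma_0=\frac{\pi\ell}2-A_\ell(-s)$, which is positive by Lemma~\ref{lem:A}(b) since $s<\ell$. Choose $R>\ell$ with $2\ell\sqrt{s/R}\le\gamma_0/2$. Since $s>L$ we have $e^s-\alpha>0$, and we set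
\[
\sigma_0=\frac2{\gamma_0}\log\frac{\alpha+e^R}{e^s-\alpha}>0,\qquad\lambda_2=\frac{\pi\ell}{2}\,\sigma_0 .
\]
Let $\tau>R$, $\lambda>\lambda_2$ and $\sigma=2\lambda/(\pi\ell)>\sigma_0$. Suppose that some admissible $p$ has degree $n\le\sigma\tau\sqrt{1-R^2/\tau^2}$. Let $H(z)=p(z/\tau)-e^{-z}$ and $u=\log|H|-\log(\alpha+e^R)$. For $|z|\le R$, Lemma~\ref{lem:BW}(b) with $\rho=R/\tau$ gives $|H|\le\alpha e^{\sigma|\operatorname{Im}z|}+e^R$, so $u\le\sigma|\operatorname{Im}z|$. On $[0,R]\subset[0,\tau]$ we have $u\le\log\epsilon=-\pi\ell\sigma/2$. Lemma~\ref{lem:majorant} yields $u(-s)\le-\sigma\gamma_0/2$. But $|H(-s)|\ge e^s-\alpha$ means $u(-s)\ge-\sigma_0\gamma_0/2$. Hence $\sigma\le\sigma_0$, a contradiction.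
\end{proof}

It follows that $\liminf n^*/(\tau\lambda)\ge2/(\pi\ell)$ as $\tau\to\infty$, $\epsilon\to0$, and letting $\ell\downarrow L$,
\begin{equation}\label{eq:liminf}
\liminf_{\tau\to\infty,\ \epsilon\to0}\frac{n^*}{\tau\lambda}\ge\frac2{\pi L}.
\end{equation}
Proposition~\ref{prop:sharplower} needs $\tau>R$, so it does not replace Proposition~\ref{prop:two}, which reaches down to any $\tau_0>L$.

\section{The sharp upper bound}\label{sec:upper}

The Gaussian cutoff gives the constant $15/L$. To reach $2/(\pi L)$ we need a step function that uses almost the whole window and approaches $1$ on the right at the optimal rate. The step function constructed below decays only polynomially on the left, so it cannot be multiplied by $e^{-\tau x}$ itself. We therefore take $p=p_1p_2$. The factor $p_2$ comes from Proposition~\ref{prop:gauss} with the generous bound $e^R$ in place of $\alpha$; its degree is about $\frac{15}R\tau\lambda$, a small share of the total when $R$ is large. The factor $p_1$ is the step: it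 is close to $1$ on $[0,1]$ and below $e^{-R}$ to the left of the window. Inside the window $p_2$ lies essentially below $e^{-\tau x}<\alpha$ by Proposition~\ref{prop:gauss}(c).

\subsection*{An oscillatory integral}
For $\sigma,\ell>0$ and $\nu=\sigma\ell$ let
\begin{equation}\label{eq:G}
G(t)=\int_{-1}^1e^{-i\sigma t\xi}\Big(\frac{1-\xi}{1+\xi}\Big)^{i\nu/2}d\xi=\int_{\mathbb R}e^{-i(\sigma t\tanh u+\nu u)}\operatorname{sech}^2u\,du ,
\end{equation}
where $\xi=\tanh u$, $(1-\xi)/(1+\xi)=e^{-2u}$. The first form, a Fourier integral over $[-1,1]$, controls the growth of $G$. The second explains its shape. The phase has derivative $\sigma(t\operatorname{sech}^2u+\ell)$, which vanishes for some real $u$ exactly when $t\le-\ell$. For $t>-\ell$ there is no real stationary point, and one can gain an exponential factor by moving the contour down toward the pole of $\tanh$ at $-i\pi/2$. At $t=-\ell$ the phase is $\nu(u-\tanh u)$, which vanishes to third order at $u=0$, and one expects $G(-\ell)$ to be of size $\nu^{-1/3}$.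

\begin{lemma}\label{lem:G}
\begin{enumerate}
\item[(a)] $G$ is entire and real on $\mathbb R$, $|G(x+iy)|\le2e^{\sigma|y|}$, and $|G'|\le\sigma$ on $\mathbb R$.
\item[(b)] For $0<b<\frac\pi2$ and real $t$,
$|G(t)|\le\dfrac{4b}{\sin2b}\exp\big(-\nu b+\sigma\max\{0,-t\}\tan b\big)$.
\item[(c)] There is an absolute constant $c_0>0$ with $G(-\ell)\ge c_0\nu^{-1/3}$ for $\nu\ge12\pi$.
\end{enumerate}
\end{lemma}

\begin{proof}
(a) In the first integral the second factor has modulus $1$, which gives the growth bound and $|G'|\le\sigma\int_{-1}^1|\xi|\,d\xi=\sigma$. The substitution $u\to-u$ turns the second integrand into its conjugate for real $t$.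

(b) In the strip $|\operatorname{Im}u|\le b$ the integrand is analytic and $O(e^{-2|\operatorname{Re}u|})$, so we may shift $u\to u-ib$. We have
\[
\operatorname{Im}\tanh(u-ib)=-\frac{\sin2b}{\cosh2u+\cos2b}\in[-\tan b,0),\qquad|\operatorname{sech}^2(u-ib)|=\frac2{\cosh2u+\cos2b}.
\]
The exponential factor has modulus $\exp(\sigma t\operatorname{Im}\tanh(u-ib)-\nu b)$, which is at most the exponential in (b). Finally $\int_{\mathbb R}|\operatorname{sech}^2(u-ib)|\,du=4b/\sin2b$, an antiderivative being $\frac{2}{\sin2b}\arctan(\tan b\tanh u)$.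

(c) The integral oscillates, and the aim is to rewrite it as a sum of nonnegative terms. Let $y=u-\tanh u=\int_0^u\tanh^2v\,dv$, an increasing bijection of $[0,\infty)$, and regard $u$ as a function of $y$. Since $dy=\tanh^2u\,du$,
\[
G(-\ell)=2\int_0^\infty\cos(\nu y)\operatorname{sech}^2u\,du=2\int_0^\infty\cos(\nu y)\,k(y)\,dy,\qquad k=\frac1{\sinh^2u}.
\]
Integrate by parts. The boundary term $\sin(\nu y)k/\nu$ vanishes at $\infty$, and at $0$ because $yk\le(u^3/3)u^{-2}$. Thus
\[
G(-\ell)=\frac2\nu\int_0^\infty\sin(\nu y)\,m(y)\,dy,\qquad m=-\frac{dk}{dy}=\frac{2\cosh u}{\sinh^3u}\coth^2u=\frac{2\cosh^3u}{\sinh^5u}.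
\]
The integral converges absolutely: $m\,dy=2\cosh u\sinh^{-3}u\,du$ is integrable at $\infty$, and near $0$ it is multiplied by $|\sin\nu y|\le\nu u^3/3$. Differentiating again,
\[
-\frac{dm}{dy}=\coth^2u\cdot\frac{2\cosh^2u\,(5\cosh^2u-3\sinh^2u)}{\sinh^6u}=\frac{\cosh^4u\,(4\cosh^2u+6)}{\sinh^8u}\ge\frac{10}{\sinh^8u}.
\]
So $m$ decreases. Pairing the two halves of each period of the sine shows that every period contributes a nonnegative amount, and keeping the first,
\[
\int_0^\infty\sin(\nu y)\,m(y)\,dy\ge\int_0^{\pi/\nu}\sin(\nu y)\big(m(y)-m(y+\tfrac\pi\nu)\big)dy .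
\]
On $[0,1]$ concavity gives $\tanh v\ge v\tanh1\ge v/\sqrt2$, so $y\ge u^3/6$ for $u\le1$; in particular $y\le\frac16$ forces $u\le1$. For $y\le2\pi/\nu\le\frac16$ we therefore have $\sinh u\le2u\le2(12\pi/\nu)^{1/3}$ and $-dm/dy\ge c\,\nu^{8/3}$ with $c=10\cdot2^{-8}(12\pi)^{-8/3}$. Then $m(y)-m(y+\frac\pi\nu)\ge\pi c\,\nu^{5/3}$ for $0<y\le\pi/\nu$, and $\int_0^{\pi/\nu}\sin\nu y\,dy=2/\nu$. Altogether $G(-\ell)\ge\frac2\nu\cdot2\pi c\,\nu^{2/3}=4\pi c\,\nu^{-1/3}$.
\end{proof}

\begin{remark}
For $t=-s$ with $0<s<\ell$ choose $\cos^2b=s/\ell$ in (b). Then $s\tan b=\sqrt{s(\ell-s)}$ and $b=\frac\pi2-\arcsin\sqrt{s/\ell}$, so the exponent equals $\sigma(A_\ell(-s)-\pi\ell/2)$ by Lemma~\ref{lem:A}(b). The bound for $G$ on the gap is the majorant of Section~\ref{sec:lower}, which is why $G$ leads to the sharp constant.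
\end{remark}

\subsection*{An entire step function}
A step with values in $[0,1]$ is the normalized primitive of a nonnegative kernel. The square $G^2$ is nonnegative on $\mathbb R$; squaring doubles both the growth rate $\sigma$ and the decay exponent, so their ratio is kept. But we have no useful bound for $G^2$ to the left of $-\ell$, where the phase is stationary. A Fej\'er-type factor with a small growth rate concentrates the mass near $-\ell$, where (c) bounds it from below.

Fix $\eta\in(0,\frac14)$ and put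
\[
\ell=(1-\eta)L,\qquad d=\tfrac12\eta L,\qquad\ell'=\ell+d=(1-\tfrac\eta2)L<L .
\]
From here on $C$ denotes positive constants that depend only on $\alpha$ and $\eta$ and may change from line to line.

\begin{lemma}\label{lem:Q}
Let $\sigma\ge\max\{1,12\pi/\ell\}$ and $\sigma_1=(2+\eta)\sigma$. There is an entire function $Q$ with $0\le Q\le1$ on $\mathbb R$ and
\begin{enumerate}
\item[(a)] $|Q(x+iy)|\le1+C\sigma^2|y|\,e^{\sigma_1|y|}$;
\item[(b)] $Q(t)\le C\sigma^{-2}$ for $t\le-\ell'$;
\item[(c)] $1-Q(t)\le Ce^{-(1-\eta)\pi\sigma\ell}$ for $t\ge0$.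
\end{enumerate}
\end{lemma}

\begin{proof}
Let $a=\eta\sigma/4$ and
\[
J(z)=\Big(\frac{\sin a(z+\ell)}{a(z+\ell)}\Big)^4,\qquad K=G^2J,\qquad I=\int_{\mathbb R}K,
\]
and let $Q$ be the entire primitive of $K/I$ with $Q(t)=I^{-1}\int_{-\infty}^tK$ for real $t$. On $\mathbb R$ we have $0\le K(t)\le4\min\{1,(a(t+\ell))^{-4}\}$, so $I$ is finite and $0\le Q\le1$.

\emph{Mass.} Let $\delta_0=c_0\nu^{-1/3}/(2\sigma)$. For $|t+\ell|\le\delta_0$, Lemma~\ref{lem:G}(a),(c) give $G(t)\ge\frac12c_0\nu^{-1/3}$. Since $c_0\nu^{-1/3}\le G(-\ell)\le2$, also $a\delta_0\le\eta/4\le1$, so $J(t)\ge(\sin1)^4\ge\frac14$. Hence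
\[
I\ge2\delta_0\cdot\tfrac14c_0^2\nu^{-2/3}\cdot\tfrac14=\frac{c_0^3}{16\,\ell\,\sigma^2},\qquad\text{that is,}\quad I^{-1}\le C\sigma^2 .
\]

(a) From $\frac{\sin w}w=\frac12\int_{-1}^1e^{iw\xi}d\xi$ we get $|J(x+iy)|\le e^{4a|y|}=e^{\eta\sigma|y|}$, so $|K(x+iy)|\le4e^{\sigma_1|y|}$. Integrate $K/I$ along the segment from $x$ to $x+iy$.

(b) For $t\le-\ell-d$, $Q(t)\le I^{-1}\int_d^\infty4(ar)^{-4}dr=\frac43I^{-1}a^{-4}d^{-3}\le C\sigma^{-2}$.

(c) Lemma~\ref{lem:G}(b) with $b=(1-\eta)\frac\pi2$ gives $G^2\le Ce^{-(1-\eta)\pi\sigma\ell}$ on $[0,\infty)$. So for $t\ge0$,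
\[
1-Q(t)\le I^{-1}\sup_{[0,\infty)}G^2\int_\ell^\infty(ar)^{-4}dr\le C\sigma^{-2}e^{-(1-\eta)\pi\sigma\ell},
\]
and $\sigma\ge1$.
\end{proof}

\subsection*{The admissible polynomial}
Fix also $R>L$. Put
\[
\delta=\frac\epsilon4,\qquad\mu=\log\frac1\delta=\lambda+\log4,\qquad\sigma=\frac{(1+\eta)\,\mu}{(1-\eta)\pi\ell}.
\]
Below, ``$\epsilon$ small'' and ``$\tau$ large'' refer to thresholds that depend only on $\alpha,\eta,R$; we always take $\tau\ge\max\{1,R\}$. As $\epsilon\to0$, $\sigma\to\infty$. For small $\epsilon$ Lemma~\ref{lem:Q} applies and gives $Q\le\frac12e^{-R}$ on $(-\infty,-\ell']$ and $1-Q\le Ce^{-(1+\eta)\mu}\le\delta$ on $[0,\infty)$.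

\emph{The step $p_1$.} Since $Q$ grows only like $e^{\sigma_1|y|}$, we can use an ellipse that does not shrink with $\tau$. Fix $h=h(\eta)>0$ with $\sinh h\le(1+\frac\eta2)h$, and let $n_1=\lceil(1+\eta)\sigma_1\tau\rceil$. Apply Lemma~\ref{lem:trunc} to $f(x)=Q(\tau x)$. On the contour $|y|\le\tau\sinh h$, so $m_h\le1+C\sigma^2\tau e^{\sigma_1\tau\sinh h}$. Since $n_1h-\sigma_1\tau\sinh h\ge\frac\eta2\sigma_1\tau h\ge\eta h\tau\sigma$, the polynomial $p_1$ of degree at most $n_1$ satisfies
\[
\max_{[-1,1]}|p_1-f|\le C\tau\sigma^2e^{-\eta h\tau\sigma}\le C\,(\tau\sigma)^2e^{-\eta h\tau\sigma/2}\cdot e^{-\eta h\tau\sigma/2}.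
\]
The factor $(\tau\sigma)^2e^{-\eta h\tau\sigma/2}$ is at most $\sup_{x>0}x^2e^{-\eta hx/2}\le C$. The last factor is at most $e^{-2\mu}$ once $\tau\ge4\mu/(\eta h\sigma)$, and this threshold depends only on $\alpha$ and $\eta$ because $\mu/\sigma$ does. So the error is at most $Ce^{-2\mu}\le\delta$ for large $\tau$ and small $\epsilon$, with independent thresholds. For small $\epsilon$, therefore,
\[
|p_1-1|\le2\delta\ \text{ on }[0,1],\qquad|p_1|\le1+\delta\ \text{ on }[-1,1],\qquad|p_1|\le e^{-R}\ \text{ on }[-1,-\ell'/\tau].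
\]

\emph{The exponential $p_2$.} Proposition~\ref{prop:gauss}, with $e^R$ in place of $\alpha$ and our $\mu$, applies for $\tau\ge R$ and small $\epsilon$. It gives $p_2$ of degree $n_2\le\frac{5\tau}R\big(3\mu+\log\frac{40e^R}R\big)+1$ with
\[
|p_2-e^{-\tau x}|\le\delta\ \text{ on }[0,1],\qquad|p_2|\le e^R\ \text{ and }\ |p_2|\le e^{-\tau x}+\delta\ \text{ on }[-1,1].
\]

\emph{The product $p=p_1p_2$.} On $[0,1]$, since $\delta\le\frac14$,
\[
|p-e^{-\tau x}|\le|p_1-1|\,|p_2|+|p_2-e^{-\tau x}|\le2\delta(1+\delta)+\delta\le4\delta=\epsilon .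
\]
On $[-1,-\ell'/\tau]$ we have $|p|\le e^{-R}e^R=1\le\alpha$. On $[-\ell'/\tau,1]$ we have $|p|\le(1+\delta)(e^{\ell'}+\delta)\le\alpha$ for small $\epsilon$; this is where $\ell'<L$ is used. Hence $p$ is admissible, and
\[
n^*\le n_1+n_2\le\frac{(1+\eta)^2(2+\eta)}{(1-\eta)^2\,\pi L}\,\tau\mu+\frac{5\tau}R\Big(3\mu+\log\frac{40e^R}R\Big)+2 .
\]

\begin{proof}[Proof of Theorem~\ref{thm:sharp}]
Divide the last bound by $\tau\lambda$. Since $\mu=\lambda+\log4$,
\[
\limsup_{\tau\to\infty,\ \epsilon\to0}\frac{n^*}{\tau\lambda}\le\frac{(1+\eta)^2(2+\eta)}{(1-\eta)^2\,\pi L}+\frac{15}R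
\]
for every $\eta\in(0,\frac14)$ and $R>L$. Letting $\eta\to0$ and $R\to\infty$ gives $\limsup n^*/(\tau\lambda)\le2/(\pi L)$, and \eqref{eq:liminf} is the matching lower bound.
\end{proof}

\begin{thebibliography}{1}
\bibitem{LS} Guang Hao Low and Rolando D. Somma, \emph{Optimal quantum simulation of linear non-unitary dynamics}, arXiv:2508.19238 (2025).
\end{thebibliography}
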